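\title{Explicit good quantum codes with logarithmic-depth encoding and decoding}

\begin{abstract}
For every rate below one we construct an explicit family of CSS codes with linear distance whose encoding, unencoding and syndrome extraction circuits have depth $O(\log n)$ and $O(n)$ gates, and whose classical decoder is a Boolean circuit of depth $O(\log n)$ with $O(n\log n)$ gates that corrects every Pauli error on at most a constant fraction of the qubits. This answers a question posed by Wills, Lin, Zhang and Hsieh. The message qubits are left bare. Their expander-code syndromes are written into a smaller register, which is encoded recursively and wrapped in a constant-depth error-reducing code. The decoder runs all levels of the recursion at once, each starting a constant time after the level below it. The codes can be had for all large lengths and also have a linear-time sequential decoder. Lower bounds valid for all stabilizer codes show that the depths of encoding, unencoding and classical decoding, and the gate counts of encoding and unencoding, are optimal up to constant factors.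
\end{abstract}

\section{The problem and the results}\label{sec:intro}

\subsection*{The model}
We consider stabilizer codes $[[n,k,d]]$, which encode $k$ logical qubits into $n$ physical qubits with distance $d$, in the channel (or code-capacity) model. A noiseless quantum circuit \emph{encodes} the message into a codeword, noise acts on the codeword, and a noiseless recovery follows. The recovery has three parts:
\begin{itemize}
\item[(a)] a quantum circuit extracts the \emph{syndrome}, the outcomes of measuring the stabilizer generators;
\item[(b)] a classical \emph{decoder} maps the syndrome to a Pauli correction;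
\item[(c)] a quantum circuit \emph{unencodes} the corrected codeword, mapping it back to the message.
\end{itemize}
Quantum gates act on a bounded number of qubits; single-qubit measurements and fresh qubits in the state $|0\rangle$ are available. Classical algorithms are circuits of Boolean gates of bounded fan-in. The depth of a circuit measures parallel time and the number of gates measures total work. The decoder \emph{corrects} a Pauli error if its output, applied after the error, restores the encoded state, that is, if the product of error and correction is a stabilizer up to phase. A family of codes with $n\to\infty$ is \emph{asymptotically good} if $k\ge\rho n$ and $d\ge\delta n$ for constants $\rho,\delta>0$, and \emph{explicit} if it can be constructed deterministically in time polynomial in $n$.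

What can one hope for? A tensor product of copies of one fixed small code has constant rate, and every step above has constant depth and $O(n)$ gates; but an adversary destroys one block with a bounded number of errors. To survive $cn$ arbitrary errors, each message qubit must influence a linear number of code qubits. A layer of two-qubit gates at most doubles the set of qubits that are influenced, so the encoder needs depth about $\log_2 n$, and it needs a linear number of gates because every message qubit must be touched. Logarithmic depth is thus the natural target, and Theorem~\ref{thm:comp}(c) below shows that it is a lower bound for the classical decoder too.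

Two results are known. First, there are randomly constructed good codes whose encoding and unencoding circuits (syndrome extraction included) have depth $O(\log n)$ and $O(n)$ gates, and whose classical decoders have depth $O(\log n)$ and $O(n\log n)$ gates and correct a constant fraction of errors. Second, there are explicit good codes with $O(n)$ gates for encoding, unencoding and classical decoding and depth $O(\log n)$ for encoding and unencoding; for these codes no low-depth parallel decoder is known. The following question is posed in \cite{WLZH}.

\medskip
\noindent\textbf{Question.} \emph{Is there an explicit, asymptotically good family of stabilizer codes whose encoding and unencoding, including syndrome extraction, have depth $O(\log n)$ and $O(n)$ gates, and which has a classical decoder of depth $O(\log n)$ with $O(n\log n)$ gates that corrects every Pauli error of weight at most $cn$ for a constant $c>0$?}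
\medskip

The random codes show that the requirements are compatible, so one expects the answer yes. The difficulty is to control the depth of the decoder: a code built in about $\log n$ recursive levels, as ours is, invites a decoder that finishes one level before it starts the next, and if each level takes logarithmic depth the total is of order $\log^2 n$.

\subsection*{The results}

\begin{theorem}\label{thm:main}
For every $\rho<1$ there are a constant $c>0$ and an explicit family of CSS codes $[[n,k,d]]$, $n\to\infty$, with $k\ge\rho n$ and $d\ge cn$, such that
\begin{itemize}
\item[(1)] encoding, unencoding and syndrome extraction are done by quantum circuits of depth $O(\log n)$ with $O(n)$ one- and two-qubit gates;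
\item[(2)] a Boolean circuit of bounded fan-in and bounded fan-out, depth $O(\log n)$ and $O(n\log n)$ gates maps the syndrome to a Pauli correction that restores the encoded state, up to a stabilizer, for every Pauli error of weight at most $cn$.
\end{itemize}
\end{theorem}

The answer to the question is therefore yes. Beyond textbook facts, the proof uses one outside result, the spectral bound of Gabber and Galil (Theorem~\ref{thm:GG}).

\begin{theorem}\label{thm:comp}
\begin{itemize}
\item[(a)] Theorem~\ref{thm:main} holds with a code for every sufficiently large $n$.
\item[(b)] The codes of Theorem~\ref{thm:main} also have a sequential decoder, running in time $O(n)$ on a unit-cost RAM, for all Pauli errors of weight at most $cn$.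
\item[(c)] Let $q\ge2$ be a constant, and let gates be arbitrary operations (unitaries, measurements, preparation of fresh qubits, classical or classically controlled gates) with at most $q$ input and at most $q$ output (qu)bits; each output enters at most one later gate, so copying a classical bit is itself a gate. For any stabilizer code $[[n,k,d]]$ with $k\ge1$:
\begin{itemize}
\item[(c1)] encoding has depth at least $\log_q d$, and if $d\ge2$ it uses at least $k/q$ gates;
\item[(c2)] unencoding (part (c) of the recovery) has depth at least $\log_q d$, and if $d\ge2$ it uses at least $k/q$ gates;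
\item[(c3)] a classical decoder that corrects all errors of weight at most $w$ has depth greater than $\log_q w$, for any choice of (possibly redundant) stabilizer generators defining the syndrome. Here only the fan-in is assumed to be at most $q$.
\end{itemize}
\end{itemize}
Hence in Theorem~\ref{thm:main} the depths of encoding, unencoding and classical decoding, and the gate counts of encoding and unencoding, are optimal up to constant factors.
\end{theorem}

We do not claim that the depth of syndrome extraction is optimal (codes with generators of bounded weight, each qubit lying in boundedly many of them, allow constant depth), nor that the $O(n\log n)$ gate count of the decoder is optimal.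

\section{Codes defined by CNOT circuits}\label{sec:cnot}

\subsection*{Stabilizer codes}
Up to phase, a Pauli operator on $n$ qubits is a vector $e=(e^X,e^Z)\in\mathbb F_2^n\times\mathbb F_2^n$, standing for $\prod_i X_i^{e^X_i}Z_i^{e^Z_i}$. Products of operators correspond to sums of vectors, and two operators commute exactly when $\langle e,e'\rangle=e^X\cdot e'^Z+e^Z\cdot e'^X$ vanishes. The \emph{weight} $|e|$ is the number of qubits on which $e$ acts nontrivially. For binary vectors $|\cdot|$ is the Hamming weight, and we put $\|e\|=|e^X|+|e^Z|$, so that $|e|\le\|e\|\le2|e|$.

A stabilizer code $[[n,k]]$ is the joint $+1$ eigenspace of an abelian group of Pauli operators that does not contain $-I$ and has $n-k$ independent generators. The group gives a subspace $\mathcal S\subset\mathbb F_2^{2n}$ of dimension $n-k$. Its orthogonal space $\mathcal N$ under the form $\langle\cdot,\cdot\rangle$ contains $\mathcal S$, has dimension $n+k$, and has orthogonal space $\mathcal S$. The elements of $\mathcal N\setminus\mathcal S$ are the nontrivial logical operators, and the distance $d$ is their least weight. The syndrome of an error $e$ is the list of bits $\langle e,\gamma\rangle$ over the chosen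 generators $\gamma$; it is a linear function of $e$ with kernel $\mathcal N$. A correction $p$ is correct for $e$ if $p+e\in\mathcal S$. The code is CSS if each generator is a product of $X$'s only or of $Z$'s only.

\subsection*{CNOT codes}
A circuit $U$ of CNOT gates acts on basis states by $|u\rangle\mapsto|Gu\rangle$ for an invertible matrix $G$ over $\mathbb F_2$. Conversely, Gaussian elimination writes any $G\in GL_\ell(\mathbb F_2)$ as a product of $O(\ell^2)$ row additions, each of which is a CNOT. From $X^x|u\rangle=|u+x\rangle$ and $Z^z|u\rangle=(-1)^{z\cdot u}|u\rangle$ we get $U^{-1}X^xU=X^{G^{-1}x}$ and $U^{-1}Z^zU=Z^{G^Tz}$. So when $U$ is undone, an error transforms as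
\begin{equation}\label{eq:prop}
e^X\mapsto G^{-1}e^X,\qquad e^Z\mapsto G^{T}e^Z .
\end{equation}

A \emph{CNOT code} consists of a CNOT circuit $U$ on $n$ qubits, of which $k$ are message qubits and the others are ancillas, each of \emph{type $0$} (prepared in $|0\rangle$) or of \emph{type $+$} (prepared in $|+\rangle$). It is the CSS code with generators $UZ_iU^{-1}$ for $i$ of type $0$ and $UX_iU^{-1}$ for $i$ of type $+$. For an error $e$, consider the unencoded error $U^{-1}eU$. Let $\operatorname{msg}(e)$ be its part on the message qubits, and let $\operatorname{syn}(e)$ be the list of its $X$-components on ancillas of type $0$ and its $Z$-components on ancillas of type $+$. Both maps are linear. Since conjugation preserves commutation, $\operatorname{syn}(e)$ is the syndrome for the generators above. Moreover $e\in\mathcal S$ if and only if $U^{-1}eU$ is a product of $Z$'s on type-$0$ and $X$'s on type-$+$ ancillas, that is,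
\begin{equation}\label{eq:stab}
e\in\mathcal S\iff \operatorname{msg}(e)=0\ \text{and}\ \operatorname{syn}(e)=0 .
\end{equation}

The encoder is $U$ after preparation of the ancillas, and the unencoder is $U^{-1}$. To extract the syndrome, apply $U^{-1}$, measure each ancilla nondestructively, and apply $U$. A type-$0$ ancilla is measured in the $Z$ basis by a CNOT onto a fresh qubit, which is then measured; for type $+$ the ancilla gets a Hadamard gate before and after this CNOT. This takes twice the gates and depth of $U$, plus $O(n)$ gates and $O(1)$ depth.

\subsection*{Boolean circuits}
Our classical circuits are organized in steps. In each step every bit is read by a bounded number of gates, and every function that is not a sparse linear map depends on a bounded number of bits, so it has a circuit of bounded size. If a bit is needed in several steps, each step that reads it also makes one copy for the next such step. This changes size and depth by at most a constant factor and keeps the fan-out bounded. We use this convention without further mention.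

The next lemma reduces decoding to the computation of $\operatorname{msg}(e)$, and it gives the distance for free.

\begin{lemma}\label{lem:reduce}
Consider a CNOT code with circuit $U$ and $k\ge1$. Suppose a Boolean circuit computes $\operatorname{msg}(e)$ from $\operatorname{syn}(e)$ for all $e$ with $|e|\le w$, where $w\ge0$ is an integer. Then adding $O(\#\mathrm{gates}(U)+n)$ gates and $O(\mathrm{depth}(U))$ depth gives a decoder that corrects all $e$ with $|e|\le w$. Moreover $d\ge2w+1$.
\end{lemma}

\begin{proof}
Let $p_0$ be the Pauli that equals $\operatorname{msg}(e)$ on the message qubits and carries $\operatorname{syn}(e)$ as $X$'s on type-$0$ and as $Z$'s on type-$+$ ancillas. Output $p=Up_0U^{-1}$. It is computed gate by gate: a CNOT adds the $X$-bit of the control to that of the target and the $Z$-bit of the target to that of the control. By construction $\operatorname{msg}(p)=\operatorname{msg}(e)$ and $\operatorname{syn}(p)=\operatorname{syn}(e)$, so $p+e\in\mathcal S$ by \eqref{eq:stab}.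

Let $\lambda\in\mathcal N$ with $|\lambda|\le2w$. Split its support to write $\lambda=e_1+e_2$ with $|e_1|,|e_2|\le w$. Since $\operatorname{syn}(\lambda)=0$, the errors $e_1,e_2$ have the same syndrome, so the circuit gives $\operatorname{msg}(e_1)=\operatorname{msg}(e_2)$. Thus $\operatorname{msg}(\lambda)=0$ and $\lambda\in\mathcal S$ by \eqref{eq:stab}.
\end{proof}

\section{Writing syndromes into ancillas}\label{sec:idea}

A sparse parity-check matrix $H$ built on an expander graph has a simple parallel decoder (Section~\ref{sec:tanner}). One would like to use $H$ against both $X$- and $Z$-errors, but the $X$-checks and $Z$-checks given by the rows of $H$ commute only if $HH^T=0$. We avoid this condition by storing both syndromes in extra qubits.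

Let $H$ be a binary matrix with $\kappa$ columns. Take a register $m$ of $\kappa$ message qubits and registers $a$ (type $0$) and $b$ (type $+$) with one qubit for each row of $H$. Let $\mathcal E_H$ be the CNOT circuit
\begin{equation}\label{eq:gadget}
\text{first}\quad |m,a\rangle\mapsto|m,a+Hm\rangle,\qquad\text{then}\quad |m,b\rangle\mapsto|m+H^Tb,b\rangle .
\end{equation}

\begin{lemma}\label{lem:gadget}
Let the error just before $\mathcal E_H^{-1}$ be $g$ on $m$, $\alpha$ on $a$ and $\beta$ on $b$. Just after $\mathcal E_H^{-1}$, let $f$ be the error on $m$, let $s^a$ be its $X$-part on $a$ and $s^b$ its $Z$-part on $b$. Then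
\begin{align}
f^X&=g^X+H^T\beta^X, & f^Z&=g^Z+H^T\alpha^Z,\label{eq:msgrel}\\
Hg^X&=s^a+\alpha^X+HH^T\beta^X, & Hg^Z&=s^b+\beta^Z.\label{eq:synrel}
\end{align}
\end{lemma}

\begin{proof}
The second half of \eqref{eq:gadget} is undone first. Its matrix on $(m,b)$ is $G=\left(\begin{smallmatrix}I&H^T\\0&I\end{smallmatrix}\right)=G^{-1}$, so by \eqref{eq:prop} the $X$-part on $m$ becomes $g^X+H^T\beta^X$, the $Z$-part on $b$ becomes $\beta^Z+Hg^Z$, and nothing else changes. The first half has matrix $G=\left(\begin{smallmatrix}I&0\\H&I\end{smallmatrix}\right)=G^{-1}$ on $(m,a)$. Undoing it, the $X$-part on $a$ becomes $\alpha^X+H(g^X+H^T\beta^X)$ and the $Z$-part on $m$ becomes $g^Z+H^T\alpha^Z$.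
\end{proof}

If $\alpha$ and $\beta$ are known, then \eqref{eq:synrel} gives the classical syndromes $Hg^X$ and $Hg^Z$, a classical decoder for $H$ finds $g$, and \eqref{eq:msgrel} gives $f$. No relation between the rows of $H$ is needed.

\begin{example}\label{ex:seven}
Take the checks of the three-bit repetition code,
\[
H=\begin{pmatrix}1&1&0\\0&1&1\end{pmatrix},\qquad HH^T=\begin{pmatrix}0&1\\1&0\end{pmatrix}\ne0 .
\]
Number the qubits $1,2,3$ for $m$, $4,5$ for $a$ and $6,7$ for $b$. By \eqref{eq:synrel}, $s^a=Hg^X+\alpha^X+HH^T\beta^X$ and $s^b=Hg^Z+\beta^Z$, so the generators of this $[[7,3]]$ code are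
\[
Z_1Z_2Z_4Z_7,\qquad Z_2Z_3Z_5Z_6,\qquad X_1X_2X_6,\qquad X_2X_3X_7 .
\]
The checks $Z_1Z_2$ and $X_2X_3$ anticommute; the factors $Z_7$ and $X_7$ repair this, and $Z_7$ comes from the term $HH^T$. If qubits $4$ to $7$ are clean, every error with $|g^X|\le1$ and $|g^Z|\le1$ is identified, because the columns of $H$ are distinct and nonzero: for $X_2Z_3$ we read $s^a=(1,1)$ and $s^b=(0,1)$. Errors on the ancillas do two kinds of damage. They corrupt the syndrome: $X_4$ gives $s^a=(1,0)$, as $X_1$ does, but $f=0$. And they spread into the message: $Z_4$ has zero syndrome and $f^Z=H^T(1,0)^T=(1,1,0)^T$, so the code has distance $1$. The error $X_6$ does both, with $s^a=(0,1)$ and $f^X=(1,1,0)^T$.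
\end{example}

So the problem of protecting $m$ has been reduced to that of protecting $(a,b)$. If $H$ has $\theta\kappa/2$ rows with $\theta$ small, then $(a,b)$ has only $\theta\kappa$ qubits, and we encode it recursively. Two difficulties arise.

First, the adversary may place all of $\varepsilon\kappa$ errors on the recursive codeword, which tolerates only $\varepsilon\theta\kappa$ of them. We therefore wrap the recursive codeword in a constant-depth code whose decoder does not remove the error but shrinks its unknown part by the factor $\theta$ (Section~\ref{sec:reduce}). This code has rate only $1/4$, which is affordable because it acts on a small fraction of the qubits.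

Second, waiting for exact knowledge of $(\alpha,\beta)$ at each level costs depth $\log^2n$. We show that the expander decoder tolerates a slightly wrong syndrome (Section~\ref{sec:tanner}), and this lets all levels run at the same time (Section~\ref{sec:decoder}).

\section{Expander graphs and local codes}\label{sec:tools}

\subsection*{The graphs}
For $m\ge1$ consider the four permutations of $\mathbb Z_m^2$ sending $(x,y)$ to $(x+2y,y)$, $(x+2y+1,y)$, $(x,y+2x)$, $(x,y+2x+1)$, and their inverses. Let $B_m$ be the sum of the eight permutation matrices; it is the adjacency matrix of an $8$-regular multigraph.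

\begin{theorem}[Gabber--Galil \cite{GG}; see also {\cite[Theorem~8.2]{HLW}}]\label{thm:GG}
For every $m$, all eigenvalues of $B_m$ on the orthogonal complement of the constant vector have absolute value at most $5\sqrt2$.
\end{theorem}

We need a ratio of second eigenvalue to degree that is as small as we please, and we get it by taking powers. For an integer $p\ge1$ let $W=(B_m+8I)^p$. This is a symmetric matrix with nonnegative integer entries and row sums $\Delta$, and its eigenvalues on the complement of the constant vector lie in $[0,\mu\Delta]$, where
\[
\Delta=16^p,\qquad \mu=\Big(\frac{8+5\sqrt2}{16}\Big)^p\le0.943^p .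
\]
Put $M=m^2$ and let $\Gamma_M$ be the bipartite multigraph with a left and a right copy of $\mathbb Z_m^2$ and $W_{uv}$ edges from the left vertex $u$ to the right vertex $v$. It is $\Delta$-regular with $M\Delta$ edges. The edges at $u$ correspond to the sequences of $p$ steps from $u$, each step being one of the eight permutations or one of eight copies of the identity, so they can be listed in time depending only on $\Delta$. At every vertex we fix an order of the $\Delta$ edges. Expansion is used only through the following statement: a small set has few neighbors that are heavily attached to it.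

\begin{lemma}\label{lem:heavy}
Let $\gamma>0$, let $S$ be a set of at most $\gamma M/2$ vertices on one side of $\Gamma_M$, and let $S'$ be a set of vertices on the other side, each having at least $\gamma\Delta$ edges into $S$. Then $|S'|\le4\mu^2\gamma^{-2}|S|$.
\end{lemma}

\begin{proof}
Write the indicator vectors as $\mathbf 1_S=\frac{|S|}M\mathbf 1+\psi$ and $\mathbf 1_{S'}=\frac{|S'|}M\mathbf 1+\psi'$ with $\psi,\psi'\perp\mathbf 1$; the Euclidean norms of $\psi,\psi'$ are at most $\sqrt{|S|},\sqrt{|S'|}$. The number of edges between $S$ and $S'$ is
\[
\mathbf 1_S^TW\mathbf 1_{S'}=\frac{\Delta|S||S'|}{M}+\psi^TW\psi'\le\frac{\gamma\Delta}{2}|S'|+\mu\Delta\sqrt{|S||S'|}.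
\]
It is also at least $\gamma\Delta|S'|$. Hence $\frac\gamma2|S'|\le\mu\sqrt{|S||S'|}$, which is the claim.
\end{proof}

\subsection*{The local codes}
At each vertex we place a code of constant length. Existence follows by counting, and since the length is constant, exhaustive search finds the code in constant time. Let $H_2(\delta)=-\delta\log_2\delta-(1-\delta)\log_2(1-\delta)$. Recall that for $\delta\le\frac12$ at most $2^{H_2(\delta)N}$ vectors in $\mathbb F_2^N$ have weight at most $\delta N$.

\begin{lemma}\label{lem:locc}
If $0<\delta\le\frac12$, $H_2(\delta)<\eta$ and $\eta\Delta\in\mathbb N$, there is a matrix $h\in\mathbb F_2^{\eta\Delta\times\Delta}$ whose kernel has no nonzero vector of weight less than $\delta\Delta$.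
\end{lemma}

\begin{proof}
For uniformly random $h$, a fixed nonzero vector lies in $\ker h$ with probability $2^{-\eta\Delta}$. The expected number of nonzero kernel vectors of weight below $\delta\Delta$ is at most $2^{(H_2(\delta)-\eta)\Delta}<1$.
\end{proof}

\begin{lemma}\label{lem:locq}
For every $\ell\ge64$ divisible by $4$ there are a CNOT code on $\ell$ qubits, with $\ell/2$ message qubits, $\ell/4$ ancillas of type $0$ and $\ell/4$ of type $+$, and a function $\operatorname{dec}$ such that $\operatorname{dec}(\operatorname{syn}(e))=\operatorname{msg}(e)$ whenever $|e|<\ell/64$.
\end{lemma}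

\begin{proof}
We look for $G\in GL_\ell(\mathbb F_2)$ such that
\begin{itemize}
\item[(i)] if $G^{-1}x$ has zero type-$0$ part and nonzero message part, then $|x|\ge\ell/32$;
\item[(ii)] if $G^Tz$ has zero type-$+$ part and nonzero message part, then $|z|\ge\ell/32$.
\end{itemize}
Let $G$ be uniform. There are fewer than $2^{3\ell/4}$ vectors $u$ with zero type-$0$ part and nonzero message part, and for each of them $x=Gu$ is a uniform nonzero vector. We have $H_2(\frac1{32})=\frac5{32}+\frac{31}{32}\log_2(1+\frac1{31})\le\frac5{32}+\frac1{32\ln2}<0.21$. So (i) fails with probability at most $2^{0.96\ell}/(2^\ell-1)$, which is less than $\frac12$ because $2^{-0.04\ell}\le2^{-2.56}<\frac14$. The same bound holds for (ii), since $(G^T)^{-1}$ is also uniform. So a suitable $G$ exists.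

By \eqref{eq:prop}, the type-$0$ syndrome of $e$ is the type-$0$ part of $G^{-1}e^X$. Let $x'$ be a vector of least weight with the same type-$0$ part of $G^{-1}x'$, chosen by a fixed rule, and let $\operatorname{dec}$ output the message part of $G^{-1}x'$ as $X$-component. If $|e|<\ell/64$, then $|x'|\le|e^X|<\ell/64$, so $|e^X+x'|<\ell/32$, and by (i) the message parts of $G^{-1}e^X$ and $G^{-1}x'$ agree. The $Z$-component is obtained in the same way from (ii), with $G^T$ in place of $G^{-1}$.
\end{proof}

The fraction $1/64$ does not depend on $\ell$. This is what allows us to let $\Delta$ grow and $\mu$ shrink while the local decoders keep their relative strength.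

\section{An error-reducing code}\label{sec:reduce}

One layer of local codes confines the damage to the blocks with many errors, but inside such a block every message qubit may be lost, so the error can grow by a constant factor. A second layer repairs this if its blocks are arranged so that few of them draw many qubits from the bad blocks of the first layer. The graph $\Gamma_M$ provides the arrangement.

Let $\Delta\ge64$. The CNOT code $R^{(M)}$ has $M\Delta/2$ message qubits, $\Delta/2$ for each left vertex of $\Gamma_M$. Each left vertex encodes its qubits with the code of Lemma~\ref{lem:locq} for $\ell=\Delta$ and places the $\Delta$ resulting qubits on its edges. Then each right vertex encodes the $\Delta$ qubits on its edges with the code of Lemma~\ref{lem:locq} for $\ell=2\Delta$. The output has $2M\Delta$ qubits. The circuit has depth $O_\Delta(1)$ and $O_\Delta(M)$ gates. Write $\operatorname{msg}_R$ and $\operatorname{syn}_R$ for the maps of Section~\ref{sec:cnot}.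

\begin{lemma}\label{lem:reducing}
There is a Boolean circuit $\operatorname{Dec}$ of depth $O_\Delta(1)$ and size $O_\Delta(M)$ such that, whenever $|e|\le2^{-12}M\Delta$,
\[
|\operatorname{msg}_R(e)+\operatorname{Dec}(\operatorname{syn}_R(e))|\le2^{18}\mu^2|e| .
\]
\end{lemma}

\begin{proof}
Let $\phi$ be the error on the $M\Delta$ edge qubits after the right encoders are undone. The syndrome $\operatorname{syn}_R(e)$ consists of the syndromes of the right blocks and of the syndromes of the left blocks. The latter form a linear function $\operatorname{syn}_{\mathrm{left}}(\phi)$, and $\operatorname{msg}_R(e)=\operatorname{msg}_{\mathrm{left}}(\phi)$ with a linear map $\operatorname{msg}_{\mathrm{left}}$; both maps act block by block.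

Apply the local decoder in all right blocks and call the result $\hat\phi$. Let $S$ be the set of right vertices whose block has at least $2\Delta/64=\Delta/32$ erroneous qubits. Then $|S|\le32|e|/\Delta\le M/128$, and $\phi+\hat\phi$ is supported on edges incident to $S$. Compute $\operatorname{syn}_{\mathrm{left}}(\phi+\hat\phi)=\operatorname{syn}_{\mathrm{left}}(\phi)+\operatorname{syn}_{\mathrm{left}}(\hat\phi)$, apply the local decoder in all left blocks, and call the result $\omega$. It agrees with $\operatorname{msg}_{\mathrm{left}}(\phi+\hat\phi)$ in each left block outside the set $S'$ of left vertices with at least $\Delta/64$ edges into $S$. Lemma~\ref{lem:heavy} with $\gamma=1/64$ gives $|S'|\le2^{14}\mu^2|S|$. Let $\operatorname{Dec}$ output $\operatorname{msg}_{\mathrm{left}}(\hat\phi)+\omega$. The residual $\operatorname{msg}_{\mathrm{left}}(\phi+\hat\phi)+\omega$ is supported on the message qubits of $S'$, so its weight is at most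
$\frac\Delta2|S'|\le\frac\Delta2\cdot2^{14}\mu^2\cdot\frac{32|e|}\Delta=2^{18}\mu^2|e|$.
\end{proof}

\section{Expander decoding with a noisy syndrome}\label{sec:tanner}

Let $\delta$, $\eta\le\frac12$ and $h$ be as in Lemma~\ref{lem:locc}. The \emph{Tanner matrix} $H$ of $\Gamma_M$ has its columns indexed by the $\kappa=M\Delta$ edges, and for every vertex, left or right, it has $\eta\Delta$ rows that apply $h$ to the bits on the edges at that vertex. It has $2\eta\kappa$ rows. Each row has weight at most $\Delta$, and each column has weight at most $2\eta\Delta\le\Delta$. Consequently
\begin{equation}\label{eq:sparse}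
|Hx|\le\Delta|x|,\qquad|H^Tx'|\le\Delta|x'|\qquad\text{for all }x,x' .
\end{equation}

Let $g\in\mathbb F_2^\kappa$ be unknown. Given an estimate $\hat g$ of $g$ and an estimate $\sigma$ of $Hg$, the procedure $\operatorname{Round}(\hat g,\sigma)$ does the following. At every left vertex, look at the local part of the \emph{residual syndrome} $\sigma+H\hat g$. If it equals $hy$ for some $y\in\mathbb F_2^\Delta$ with $|y|<\delta\Delta/2$, add $y$ to $\hat g$ on the edges at that vertex; otherwise do nothing. Such a $y$ is unique, because the sum of two of them is a kernel vector of weight below $\delta\Delta$. Then do the same at every right vertex, with the updated $\hat g$. The output is the new $\hat g$. A round has depth $O_\Delta(1)$ and size $O_\Delta(M)$.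

\begin{lemma}\label{lem:round}
Assume $\mu^2\le\delta^3/256$. Let $\sigma=Hg+\zeta$, $\xi=g+\hat g$ and $\xi'=g+\operatorname{Round}(\hat g,\sigma)$. If $|\xi|\le\delta^2\kappa/16$ and $|\zeta|\le\delta\kappa/(8\Delta)$, then
\[
|\xi'|\le\tfrac18|\xi|+\Delta|\zeta| .
\]
\end{lemma}

\begin{proof}
Call $g+\hat g$ the discrepancy, at any moment of the procedure; the residual syndrome is $H$ applied to the discrepancy, plus $\zeta$. Call a vertex corrupted if $\zeta$ is nonzero on its rows, and let $\zeta_{\mathrm l},\zeta_{\mathrm r}$ be the numbers of corrupted left and right vertices, so $\zeta_{\mathrm l}+\zeta_{\mathrm r}\le|\zeta|\le\delta M/8$. If an uncorrupted vertex has fewer than $\delta\Delta/2$ discrepant edges when it is processed, then $y$ equals its local discrepancy, and afterwards none of its edges is discrepant.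

After the left half of the round, the discrepancy is therefore supported on the edges at a set $S$ of left vertices with
\[
|S|\le\frac{2|\xi|}{\delta\Delta}+\zeta_{\mathrm l}\le\frac{\delta M}8+\frac{\delta M}8=\frac{\delta M}4 .
\]
Let $S'$ be the set of right vertices with at least $\delta\Delta/2$ discrepant edges at this moment. Each has at least $\delta\Delta/2$ edges into $S$, so Lemma~\ref{lem:heavy} with $\gamma=\delta/2$ gives $|S'|\le16\mu^2\delta^{-2}|S|$. After the right half, only vertices of $S'$ and corrupted right vertices have discrepant edges. Hence
\[
|\xi'|\le\Delta(|S'|+\zeta_{\mathrm r})\le32\mu^2\delta^{-3}|\xi|+16\mu^2\delta^{-2}\Delta\zeta_{\mathrm l}+\Delta\zeta_{\mathrm r}\le\tfrac18|\xi|+\Delta|\zeta| ,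
\]
since $32\mu^2\delta^{-3}\le\frac18$ and $16\mu^2\delta^{-2}\le\frac\delta{16}\le1$.
\end{proof}

With $\zeta=0$ the discrepancy shrinks by the factor $8$ in each round and vanishes after $O(\log\kappa)$ rounds. The point of the lemma is that a wrong syndrome bit does only additive, bounded damage.

\section{The recursive construction}\label{sec:construction}

\subsection*{Constants}
Fix an integer $\nu\ge2$, which will depend only on the target rate, and put $\theta=4^{-\nu}\le\frac1{16}$ and $\eta=\theta/4$. Choose $\delta\in(0,\frac12)$ with $H_2(\delta)<\eta$. Then choose, in this order, an integer $p$ large (with $\Delta=16^p$ and $\mu\le0.943^p$ as in Section~\ref{sec:tools}), a real $\varepsilon>0$ small and an integer $\tau\ge1$ large, such that the following hold. Each condition is listed with its purpose.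
\begin{itemize}
\item[(A1)] $\Delta\ge64$ and $\eta\Delta\in\mathbb N$: the local codes exist.
\item[(A2)] $\mu^2\le\delta^3/256$: a round contracts (Lemma~\ref{lem:round}).
\item[(A3)] $2^{18}\mu^2\le\theta$: error reduction keeps pace with the shrinking of the levels.
\item[(A4)] $\varepsilon<1/\Delta$: the error at the deepest level is found exactly.
\item[(A5)] $\varepsilon\le\theta/2^{10}$: the hypothesis of Lemma~\ref{lem:reducing} holds.
\item[(A6)] $\varepsilon\le\delta^2/32$: the hypotheses of Lemma~\ref{lem:round} hold.
\item[(A7)] $2^\tau\ge32\Delta^3$: a delay of $\tau$ steps makes the syndrome noise harmless.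
\end{itemize}
From now on the constants implied in $O(\cdot)$ may depend on these parameters.

\subsection*{Sizes}
For $L\ge1$ and $0\le j\le L$ let $k_j=\Delta4^{\nu(L-j)}$, so $k_{j+1}=\theta k_j$, $k_L=\Delta$ and $\sum_jk_j\le2k_0$. For $j<L$ let $H_j$ be the Tanner matrix of $\Gamma_M$ with $M=k_j/\Delta=(2^{\nu(L-j)})^2$; it has $k_j$ columns and $2\eta k_j=k_{j+1}/2$ rows. For $1\le j\le L$ let $R_j=R^{(M)}$ with $M=4k_j/\Delta=(2\cdot2^{\nu(L-j)})^2$; it maps $2k_j$ qubits to $8k_j$ qubits. Powers of $4$ are used so that each $M$ is a perfect square.

\subsection*{Codes}
We define CNOT codes $C_L,C_{L-1},\dots,C_0$, where $C_j$ encodes a register $m_j$ of $k_j$ qubits into $n_j\le2k_j$ qubits. The code $C_L$ is trivial: its codeword is $m_L$ and $n_L=k_L$. For $j<L$, take registers $a_j$ (type $0$) and $b_j$ (type $+$) of $k_{j+1}/2$ qubits each, and proceed as follows.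
\begin{itemize}
\item[1.] Apply $\mathcal E_j=\mathcal E_{H_j}$, defined by \eqref{eq:gadget}, to $(m_j,a_j,b_j)$.
\item[2.] Put $m_{j+1}=(a_j,b_j)$ and encode it with $C_{j+1}$.
\item[3.] Pad the $n_{j+1}\le2k_{j+1}$ resulting qubits with type-$0$ ancillas to $2k_{j+1}$ qubits and apply $R_{j+1}$.
\end{itemize}
The codeword consists of $m_j$ and the output of $R_{j+1}$. Thus $n_j=k_j+8k_{j+1}=(1+8\theta)k_j$, and $n_j\le2k_j$ because $8\theta\le1$; this is where $\nu\ge2$ is used. Our code is $C_0$, with
\[
k=k_0=\Delta4^{\nu L},\qquad n=(1+8\theta)k,\qquad L=O(\log n).
\]
Unfolding the recursion (Figure~\ref{fig:enc}), its circuit is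
\begin{equation}\label{eq:U}
U=R_1R_2\cdots R_L\,\mathcal E_{L-1}\cdots\mathcal E_1\mathcal E_0 ,
\end{equation}
with the rightmost factor applied first.

\begin{figure}[ht]
\centering
\begin{tikzpicture}[x=0.75cm,y=0.75cm]
\draw (0,0) node[left]{\small $m_0$} -- (8.3,0) node[right]{\small $k_0$ qubits};
\draw (0,-1) node[left]{\small $m_1=(a_0,b_0)$} -- (8.3,-1);
\draw (0,-2) node[left]{\small $m_2=(a_1,b_1)$} -- (8.3,-2);
\draw (0,-3) node[left]{\small ancillas for $R_2$} -- (8.3,-3);
\draw (0,-4) node[left]{\small ancillas for $R_1$} -- (8.3,-4);
\draw[fill=white] (0.7,0.4) rectangle (1.8,-1.4); \node at (1.25,-0.5){$\mathcal E_0$};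
\draw[fill=white] (2.7,-0.65) rectangle (3.8,-2.4); \node at (3.25,-1.5){$\mathcal E_1$};
\draw[fill=white] (4.4,-1.6) rectangle (5.5,-3.35); \node at (4.95,-2.5){$R_2$};
\draw[fill=white] (6.4,-0.65) rectangle (7.5,-4.4); \node at (6.95,-2.5){$R_1$};
\draw[dashed] (2.4,-0.4) rectangle (5.8,-3.6);
\draw (8.5,-0.8) -- (8.7,-0.8) -- (8.7,-4.2) -- (8.5,-4.2);
\node[right] at (8.7,-2.5){\small $8k_1$ qubits};
\end{tikzpicture}
\caption{The encoder for $L=2$, time running to the right; each line is a register. The message is $m_0$ and all other registers start as ancillas in $|0\rangle$ or $|+\rangle$. The circuit $\mathcal E_j$ stores the syndromes of $m_j$ in the smaller register $m_{j+1}$. The dashed box is the recursive encoder of $m_1$, and the error-reducing codes $R_2,R_1$ (whose ancillas include the padding) are applied from the inside out. The message register is touched only by $\mathcal E_0$.}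
\label{fig:enc}
\end{figure}

\begin{proposition}\label{prop:enc}
The codes $C_0$, $L=1,2,\dots$, form an explicit family of CSS codes of rate $1/(1+8\theta)$ that satisfies item (1) of Theorem~\ref{thm:main}.
\end{proposition}

\begin{proof}
Each half of $\mathcal E_j$ consists of one CNOT for every nonzero entry of $H_j$. Controls and targets lie in disjoint registers, so these gates commute, and they form a bipartite graph of maximum degree at most $\Delta$ with $O(k_j)$ edges. A proper edge coloring splits them into layers of disjoint gates; K\"onig's edge-coloring theorem gives $\Delta$ layers, and greedy coloring gives at most $2\Delta-1$, which suffices. Each $R_j$ has depth $O(1)$ and $O(k_j)$ gates. So $U$ and $U^{-1}$ have depth $O(L)=O(\log n)$ and $O(\sum_jk_j)=O(n)$ gates, and by Section~\ref{sec:cnot} so has syndrome extraction. The local codes are found in constant time and the graphs are listed edge by edge, so $U$ and the stabilizer generators are computed deterministically in polynomial time.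
\end{proof}

\section{The parallel decoder}\label{sec:decoder}

Let $e$ be an error with $|e|\le\varepsilon k$. By Lemma~\ref{lem:reduce} it suffices to compute $\operatorname{msg}(e)$ from $\operatorname{syn}(e)$. We follow $e$ through $U^{-1}$, which applies $R_1^{-1},\dots,R_L^{-1}$ and then $\mathcal E_{L-1}^{-1},\dots,\mathcal E_0^{-1}$.

\subsection*{The error at each level}
Let $y_0=e$. For $1\le j\le L$, given the error $y_{j-1}$ on the qubits of $C_{j-1}$, write $y_{j-1}=(g_{j-1},r_j)$ with $g_{j-1}$ on $m_{j-1}$ and $r_j$ on the output of $R_j$, and let $y_j$ be $\operatorname{msg}_{R_j}(r_j)$ restricted to the qubits of $C_j$, the padding being dropped. Put $g_L=y_L$. The internal ancillas of $R_j$ are not touched after $R_j^{-1}$, so $\operatorname{syn}_{R_j}(r_j)$ is part of $\operatorname{syn}(e)$. After all the $R_j$ are undone, the error on $m_j$ is $g_j$.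

Let $f_L=g_L$, and for $j<L$ let $f_j$ be the error on $m_j$ just after $\mathcal E_j^{-1}$. Just before $\mathcal E_j^{-1}$, the error on $m_j$ is still $g_j$ and the error on $m_{j+1}=(a_j,b_j)$ is $f_{j+1}$, which we write as $f_{j+1}=(\alpha_j,\beta_j)$. The registers $a_j,b_j$ are not touched after $\mathcal E_j^{-1}$, so the bits $s_j^a,s_j^b$ of Lemma~\ref{lem:gadget} are part of $\operatorname{syn}(e)$. The relations \eqref{eq:msgrel} and \eqref{eq:synrel} hold for $(H_j,g_j,\alpha_j,\beta_j,f_j,s^a_j,s^b_j)$, and $\operatorname{msg}(e)=f_0$.

\begin{remark}\label{rem:noR}
The codes $R_j$ cannot be omitted. Without them the codeword is $(m_0,\dots,m_L)$ and the $g_j$ are the parts of $e$. If $H_0=0$ the distance is $1$. Otherwise let $g_0=0$, let $g_1$ be a $Z$ on a qubit of $a_0$ whose row in $H_0$ is nonzero, and for $1\le j<L$ let $g_{j+1}$ be the $Z$-error $H_jg_j^Z$ on $b_j$. By \eqref{eq:msgrel}, $f_j=g_j$ for $j=L,\dots,1$ in turn, and $f_0\neq0$; by \eqref{eq:synrel} all $s_j^a,s_j^b$ vanish. So $e$ is a nontrivial logical operator with $|g_j|\le\min(\Delta^{j-1},k_j)$ for $j\ge1$. For every fixed $J$ this gives $d\le\Delta^J+2\theta^{J+1}k$, hence $d=o(n)$.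
\end{remark}

\subsection*{The downward pass}
Undoing $R_j$ spreads errors, so $y_j$ need not be small compared with $k_j$. What stays small is the part of $y_j$ that the decoder does not know.

\begin{proposition}\label{prop:down}
A Boolean circuit of depth $O(L)$ with $O(n)$ gates computes from $\operatorname{syn}(e)$ estimates $\hat y_0,\dots,\hat y_L$ with $|y_j+\hat y_j|\le\varepsilon k_j$ for all $j$. In particular $\hat y_L=g_L$.
\end{proposition}

\begin{proof}
Let $\hat y_0=0$. Given $\hat y_{j-1}$, let $\hat r_j$ be its part on the output of $R_j$. Then $\operatorname{syn}_{R_j}(r_j+\hat r_j)=\operatorname{syn}_{R_j}(r_j)+\operatorname{syn}_{R_j}(\hat r_j)$ can be computed, and by (A5)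
\[
|r_j+\hat r_j|\le\varepsilon k_{j-1}=\varepsilon k_j/\theta\le2^{-10}k_j=2^{-12}M\Delta\qquad(M=4k_j/\Delta).
\]
Let $\hat y_j$ be the restriction of $\operatorname{msg}_{R_j}(\hat r_j)+\operatorname{Dec}(\operatorname{syn}_{R_j}(r_j+\hat r_j))$ to the qubits of $C_j$. Then $y_j+\hat y_j$ is the restriction of the residual in Lemma~\ref{lem:reducing} for the error $r_j+\hat r_j$, so by (A3) $|y_j+\hat y_j|\le2^{18}\mu^2\varepsilon k_{j-1}\le\theta\varepsilon k_{j-1}=\varepsilon k_j$. Level $j$ has depth $O(1)$ and $O(k_j)$ gates. Finally $\varepsilon k_L=\varepsilon\Delta<1$ by (A4), so $\hat y_L=y_L=g_L$.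
\end{proof}

For $j<L$ let $\hat g_j(0)$ be the part of $\hat y_j$ on $m_j$. Then
\begin{equation}\label{eq:init}
\|g_j+\hat g_j(0)\|\le2\varepsilon k_j .
\end{equation}

\subsection*{The pipelined upward pass}
We now know $f_L$ exactly and every $g_j$ approximately. The direct way to finish is to treat $j=L-1,\dots,0$ in turn: from the exact $f_{j+1}$ compute $H_jg_j^X$ and $H_jg_j^Z$ by \eqref{eq:synrel}, run rounds until $g_j$ is found, and compute $f_j$ by \eqref{eq:msgrel}. The guarantee of Lemma~\ref{lem:round} asks for about $\log_8(2\varepsilon k_j+1)$ rounds at level $j$, and these numbers add up to $\Theta(L^2)=\Theta(\log^2n)$.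

Most of these rounds remove a few last errors whose effect on the next level is already negligible. An error of size $u$ in the estimate of $f_{j+1}$ causes at most $\Delta^2u$ wrong syndrome bits at level $j$, and these add at most $\Delta^3u$ to the discrepancy in a round. So let level $j$ start only $\tau$ steps after level $j+1$, with $2^\tau$ of order $\Delta^3$, and let both go on together. If the error at level $j+1$ halves in every step, then level $j$ contracts by $\frac18$ and receives an input that was small at the start and halves in every step. The gap between $\frac18$ and $\frac12$ absorbs this input, so the error at level $j$ also halves in every step, with constants that do not deteriorate from level to level.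

Let $T_j=\tau(L-j)$ be the starting time of level $j$. Put $\hat f_L(t)=\hat y_L=f_L$ for all $t$ and $\hat f_j(0)=0$ for $j<L$, and write $\hat f_{j+1}(t)=(\hat\alpha_j(t),\hat\beta_j(t))$. In step $t=0,1,2,\dots$, simultaneously for all $j<L$, compute
\begin{align*}
\hat f_j^X(t+1)&=\hat g_j^X(t)+H_j^T\hat\beta_j^X(t), & \hat f_j^Z(t+1)&=\hat g_j^Z(t)+H_j^T\hat\alpha_j^Z(t),\\
\sigma_j^X(t)&=s_j^a+\hat\alpha_j^X(t)+H_jH_j^T\hat\beta_j^X(t), & \sigma_j^Z(t)&=s_j^b+\hat\beta_j^Z(t),
\end{align*}
and, for $\star\in\{X,Z\}$,
\[
\hat g_j^\star(t+1)=\begin{cases}\operatorname{Round}(\hat g_j^\star(t),\sigma_j^\star(t))&\text{if }t\ge T_j,\\ \hat g_j^\star(t)&\text{if }t<T_j.\end{cases}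
\]
Before time $T_j$ the estimate $\hat g_j$ is frozen, so that a poor syndrome cannot spoil \eqref{eq:init}. Put $v_j(t)=\|g_j+\hat g_j(t)\|$ for $j<L$ and $u_j(t)=\|f_j+\hat f_j(t)\|$ for $j\le L$.

\begin{proposition}\label{prop:up}
For all $j<L$ and $i\ge0$ we have $v_j(T_j+i)\le2\varepsilon k_j2^{-i}$. For all $j\le L$ and $i\ge1$ we have $u_j(T_j+i)\le8\varepsilon k_j2^{-i}$.
\end{proposition}

\begin{proof}
We use downward induction on $j$. For $j=L$, $u_L\equiv0$. Let $j<L$. Since $T_j=T_{j+1}+\tau$ and $\tau\ge1$, the bound for level $j+1$ gives, for all $i\ge0$,
\begin{equation}\label{eq:delay}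
u_{j+1}(T_j+i)\le8\varepsilon k_{j+1}2^{-\tau-i}\le8\varepsilon k_j2^{-\tau-i}.
\end{equation}
By \eqref{eq:synrel}, the syndrome errors $\zeta^\star=\sigma_j^\star(t)+H_jg_j^\star$ at step $t$ are
\[
\zeta^X=(\alpha_j+\hat\alpha_j(t))^X+H_jH_j^T(\beta_j+\hat\beta_j(t))^X,\qquad\zeta^Z=(\beta_j+\hat\beta_j(t))^Z ,
\]
so \eqref{eq:sparse} gives $|\zeta^X|+|\zeta^Z|\le\Delta^2u_{j+1}(t)$.

\emph{Bound on $v_j$}, by induction on $i$. For $i=0$, $v_j(T_j)=v_j(0)\le2\varepsilon k_j$ by \eqref{eq:init}. Suppose the bound holds at $t=T_j+i$. The hypotheses of Lemma~\ref{lem:round}, with $\kappa=k_j$, hold for $X$ and for $Z$: we have (A2); $v_j(t)\le2\varepsilon k_j\le\delta^2k_j/16$ by (A6); and by \eqref{eq:delay}, (A7) and $\varepsilon\le\delta^2/32\le\delta/2$,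
\[
|\zeta^\star|\le8\Delta^2\varepsilon k_j2^{-\tau}\le\frac{\varepsilon k_j}{4\Delta}\le\frac{\delta k_j}{8\Delta}.
\]
Adding the conclusions for $X$ and $Z$ and using \eqref{eq:delay} and (A7) again,
\[
v_j(t+1)\le\tfrac18v_j(t)+\Delta^3u_{j+1}(t)\le2\varepsilon k_j2^{-i}\big(\tfrac18+4\Delta^32^{-\tau}\big)\le2\varepsilon k_j2^{-i}\cdot\tfrac14\le2\varepsilon k_j2^{-(i+1)}.
\]

\emph{Bound on $u_j$.} Subtract the definition of $\hat f_j(t+1)$ from \eqref{eq:msgrel} and use \eqref{eq:sparse}. For $t=T_j+i$ with $i\ge0$,
\[
u_j(t+1)\le v_j(t)+\Delta u_{j+1}(t)\le2\varepsilon k_j2^{-i}\big(1+4\Delta2^{-\tau}\big)\le4\varepsilon k_j2^{-i}=8\varepsilon k_j2^{-(i+1)}.\qedhere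
\]
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:main}]
Given $\rho<1$, choose $\nu\ge2$ with $1/(1+8\cdot4^{-\nu})\ge\rho$. Proposition~\ref{prop:enc} gives explicitness, the rate and item (1). Let
\[
t^*=\tau L+\lceil\log_2(8\varepsilon k+1)\rceil+1=O(\log n).
\]
By Proposition~\ref{prop:up} with $j=0$ and $T_0=\tau L$, the integer $u_0(t^*)$ is less than $1$, so $\hat f_0(t^*)=f_0=\operatorname{msg}(e)$. A step of the upward pass consists of sparse matrix-vector products, rounds, and copies of the bits that are needed again, among them $s_j^a$ and $s_j^b$; it has depth $O(1)$ and $O(\sum_jk_j)=O(n)$ gates. So the upward pass has depth $O(\log n)$ and $O(n\log n)$ gates. The downward pass and the conversion in Lemma~\ref{lem:reduce} add depth $O(\log n)$ and $O(n)$ gates. The decoder corrects all errors of weight at most $\varepsilon k=cn$ with $c=\varepsilon/(1+8\theta)$, which is item (2). Lemma~\ref{lem:reduce} with $w=\lfloor\varepsilon k\rfloor$ gives $d\ge2\lfloor\varepsilon k\rfloor+1\ge\varepsilon k=cn$.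
\end{proof}

\section{All lengths, and linear sequential time}\label{sec:comp}

\begin{proof}[Proof of Theorem~\ref{thm:comp}(a)]
Let $k^{(L)}=\Delta\theta^{-L}$ and $n^{(L)}=(1+8\theta)k^{(L)}$ be the parameters of the code with $L$ levels. For large $n$ let $L$ be maximal with $n^{(L)}\le\theta n$. Then $n^{(L)}/\theta=n^{(L+1)}>\theta n$, so $n^{(L)}>\theta^2n$. Use $\lfloor n/n^{(L)}\rfloor\le\theta^{-2}$ disjoint copies of this code, and make the fewer than $n^{(L)}\le\theta n$ remaining qubits ancillas of type $0$. The result is a CNOT code of length $n$ and rate at least $(1-\theta)/(1+8\theta)$, which is at least $\rho$ for large $\nu$. Put $c'=\varepsilon\theta^2/(1+8\theta)$. An error of weight at most $c'n\le\varepsilon k^{(L)}$ has weight at most $\varepsilon k^{(L)}$ in every block, so decoding the blocks separately yields $\operatorname{msg}(e)$. Depths and gate counts change by constant factors, and Lemma~\ref{lem:reduce} gives the correction and $d\ge2\lfloor c'n\rfloor+1\ge c'n$.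
\end{proof}

For sequential time, depth is irrelevant and the levels can be treated one after the other. The waste to avoid is now that a round visits all vertices, although after a few rounds most of them have nothing to do.

\begin{proof}[Proof of Theorem~\ref{thm:comp}(b)]
Evaluate the circuit of Proposition~\ref{prop:down} in time $O(n)$. Then let $j=L-1,\dots,0$, with $f_{j+1}$ known exactly. Compute $\sigma^\star=H_jg_j^\star$ by \eqref{eq:synrel}. For each $\star\in\{X,Z\}$, start from $\hat g=\hat g_j^\star(0)$, compute and store the residual syndrome $\sigma^\star+H_j\hat g$, and keep two doubly linked lists, of the left and of the right vertices at which it is nonzero. This preparation takes time $O(k_j)$. Run rounds, but in each half-round visit only the vertices on the list for that side; at the other vertices $y=0$. A visit costs $O(1)$: one table lookup finds $y$, and adding $y$ changes the residual syndrome only at the vertex itself and at its at most $\Delta$ neighbors on the other side, whose list membership is updated. Stop when both lists are empty at the end of a round.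

By \eqref{eq:init}, (A2), (A6) and Lemma~\ref{lem:round} with $\zeta=0$, the discrepancy after $i$ rounds has weight $x_i\le8^{-i}\cdot2\varepsilon k_j$. After the next left half-round only left vertices that had at least $\delta\Delta/2$ discrepant edges still have any, so the weight is at most $\Delta\cdot2x_i/(\delta\Delta)=2x_i/\delta$. A vertex on a list has a discrepant edge, so this round makes at most $x_i+2x_i/\delta$ visits, and the total number of visits is $O(\sum_i8^{-i}k_j)=O(k_j)$. The procedure stops after $O(\log k_j)$ rounds, since the lists are empty once $x_i=0$. When it stops, further rounds would change nothing, while they drive the discrepancy to $0$; so the discrepancy is already $0$ and $\hat g=g_j^\star$. Compute $f_j$ by \eqref{eq:msgrel}. The total time, with the conversion in Lemma~\ref{lem:reduce}, is $O(\sum_jk_j)+O(n)=O(n)$. For the codes of part (a) this is done in each of the boundedly many blocks.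
\end{proof}

\section{Lower bounds}\label{sec:lower}

We prove Theorem~\ref{thm:comp}(c). Every gate, measurements included, is a trace-preserving map from its inputs to its outputs. Inputs of a circuit other than the message or the codeword are in a fixed state.

Let $\Pi$ be the projector onto the code space. A Pauli operator $E$ of weight less than $d$ either anticommutes with a stabilizer, and then $\Pi E\Pi=0$, or lies in $\mathcal N$ and hence in $\mathcal S$, and then $\Pi E\Pi$ is a phase times $\Pi$. In both cases $\Pi E\Pi=c_E\Pi$ for a scalar $c_E$. Two standard consequences (Knill--Laflamme) hold for any set $F$ of fewer than $d$ code qubits.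
\begin{itemize}
\item[(K1)] \emph{The message can be recovered from the code qubits outside $F$.} Replacing the qubits of $F$ by maximally mixed ones has the same effect as a uniformly random Pauli $E$ on $F$. Measure the syndrome and apply a Pauli $E'$ on $F$ with that syndrome. Then $E+E'\in\mathcal N$ has weight below $d$, so it lies in $\mathcal S$.
\item[(K2)] \emph{The reduced state on $F$ is the same for all code states $\varrho$.} It is determined by the numbers $\operatorname{tr}(\varrho E)=\operatorname{tr}(\varrho\,\Pi E\Pi)=c_E$, where $E$ ranges over the Paulis on $F$.
\end{itemize}

\begin{proof}[Proof of (c1)]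
Consider an encoder of depth $D$ and one message qubit. Its forward light cone consists of the qubit's wire, every gate with an input in the cone, and all outputs of such gates. Let $F$ be the set of code qubits among the circuit outputs in the cone. Each layer multiplies the number of current wires in the cone by at most $q$, so $|F|\le q^D$. Discard all circuit outputs in the cone, and consider the gates of the cone from the last to the first. When a gate is considered, each of its outputs is a discarded circuit output or an input of a later cone gate that has been removed. A trace-preserving map whose outputs are all discarded is equivalent to discarding its inputs, so the gate can be removed and its inputs discarded. In the end the message qubit is discarded without entering any gate. Hence the state of the code qubits outside $F$ does not depend on that qubit, and two product messages that differ only in this qubit cannot be distinguished from outside $F$. If $|F|<d$ this contradicts (K1). So $q^D\ge|F|\ge d$. If $d\ge2$, a message qubit that enters no gate would have $|F|\le1<d$. So all $k$ message qubits enter gates, and there are at least $k/q$ gates.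
\end{proof}

\begin{proof}[Proof of (c2)]
Consider an unencoder of depth $D$ and one output message qubit. Let $F$ be the set of code qubits in its backward light cone, that is, those from which a path of wires and gates leads to the output; then $|F|\le q^D$. The gates outside the cone can be removed as in (c1), so the state of the output qubit is a function of the reduced state on $F$. If $|F|<d$, it is independent of the message by (K2), which is absurd. So $q^D\ge d$. If $d\ge2$, an output qubit produced by no gate would have $|F|\le1<d$. So all $k$ output qubits are outputs of gates, and there are at least $k/q$ gates.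
\end{proof}

For the classical decoder a light cone bounds the number of syndrome bits on which an output bit depends, but not the number of qubits: the generators may have large weight and may be redundant. What survives is algebraic degree, because syndrome bits are linear in the error. A correct decoder predicts, for light errors, whether the error commutes with a given logical operator. If the prediction has low degree, it must be right for all errors, and that is impossible.

\begin{proof}[Proof of (c3)]
Let the decoder $\mathcal D$ have depth $D$, put $r=q^D\ge1$, and suppose $r\le w$. Let $s(e)$ be the syndrome, a linear function of $e\in\mathbb F_2^{2n}$. Each output bit of $\mathcal D$ depends on at most $r$ syndrome bits, so it is a polynomial over $\mathbb F_2$ of degree at most $r$ in them. Since $k\ge1$ there is $\lambda\in\mathcal N\setminus\mathcal S$, and since the orthogonal space of $\mathcal N$ is $\mathcal S$ there is $\lambda'\in\mathcal N$ with $\langle\lambda',\lambda\rangle=1$. Define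
\[
\Phi(e)=\langle\mathcal D(s(e)),\lambda\rangle+\langle e,\lambda\rangle .
\]
This is a polynomial of degree at most $r$ in the $2n$ bits of $e$, and reducing by $e_i^2=e_i$ makes it multilinear without raising the degree. If $\|e\|\le r$, then $|e|\le r\le w$, so $\mathcal D(s(e))+e\in\mathcal S$ and $\Phi(e)=0$.

A multilinear polynomial of degree at most $r$ that vanishes at all points of Hamming weight at most $r$ is zero. Otherwise take a monomial $\prod_{i\in I}e_i$ occurring in it with $I$ minimal under inclusion. At the indicator vector of $I$ only monomials with index set contained in $I$ are nonzero, so the value there is $1$, although $|I|\le r$.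

Hence $\Phi\equiv0$. But $s(\lambda')=0=s(0)$, so $0=\Phi(\lambda')+\Phi(0)=\langle\lambda',\lambda\rangle=1$, a contradiction. Therefore $q^D>w$.
\end{proof}

For a family with $d=\Omega(n)$, $k=\Omega(n)$ and $w=cn$, the three depth bounds are $\Omega(\log n)$ and the two gate bounds are $\Omega(n)$. They match Theorem~\ref{thm:main} up to constant factors, which completes the proof of Theorem~\ref{thm:comp}.

\begin{thebibliography}{9}

\bibitem{GG}
Gabber and Galil, 1981.

\bibitem{HLW}
Hoory, Linial and Wigderson, Bull. AMS, 2006.

\bibitem{WLZH}
Adam Wills, Ting-Chun Lin, Rachel Yun Zhang, Min-Hsiu Hsieh, ``Linear-Time Encodable and Decodable Quantum Error-Correcting Codes'', arXiv:2603.04543 (2026).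

\end{thebibliography}
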